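\title{Spin-flip trajectories in $p$-spin landscapes: convergence to the random energy model}

\begin{abstract}
We consider the continuous-time simple random walk on the hypercube $\{-1,1\}^N$ and the scaled cumulant generating function of the number of its jumps and of the time-integrated energy of a $p$-spin glass along its trajectory. We prove that in the limit $N\to\infty$ followed by $p\to\infty$ this function converges almost surely to its value $\max\{e^{-s},t^{-1}p_{\mathrm{REM}}(t\lambda)\}-1$ in the random energy model, as conjectured by Manai and Warzel. The convergence is locally uniform in the parameters and uniform in $p$, and for an order $p_N$ that varies with $N$ the limit is the REM value for all parameters if and only if $\min(p_N,N-p_N)\to\infty$. The main step is a deterministic upper bound on $\langle -|e^{aT+w}|-\rangle$, where $T$ is the transversal field and the high points of the potential $w$ are sparse at a small extensive scale. It is proved with an explicit supersolution and a Duhamel expansion that adds the high points one at a time, in increasing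 order.
\end{abstract}

\section{Introduction}\label{sec:intro}

\subsection{The tilted generator}

Let $\mathcal Q_N=\{-1,1\}^N$ carry the Hamming distance $d(\sigma,\tau)=\frac12\sum_{i=1}^N|\sigma_i-\tau_i|$, and let $T=\sum_{i=1}^N\sigma^x_i$ be the transversal field on $\ell^2(\mathcal Q_N)$,
\[
(T\psi)(\sigma)=\sum_{\tau:\,d(\sigma,\tau)=1}\psi(\tau).
\]
Then $T-N$ generates the continuous-time simple random walk $(X_u)_{u\ge0}$ on $\mathcal Q_N$, in which every spin flips independently at rate $1$. Let $\mathbf 1$ be the constant function with value $1$ and $|-\rangle=2^{-N/2}\mathbf 1$ the normalized uniform vector, so that $\langle-|A|-\rangle$ is $2^{-N}$ times the sum of all matrix elements of $A$ in the basis $|\sigma\rangle$. Given an energy function $U:\mathcal Q_N\to\mathbb R$, which we also view as a multiplication operator, define the tilted generator and the scaled cumulant generating function (SCGF) by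
\[
W_{\lambda,s}=e^{-s}T-N-\lambda U,\qquad
\theta_N(t,\lambda,s)=\frac1{tN}\ln\langle-|e^{tW_{\lambda,s}}|-\rangle ,
\]
for $t>0$ and $\lambda,s\in\mathbb R$. Expanding $e^{tW_{\lambda,s}}$ in powers of $e^{-s}T$ produces a sum over paths in which each jump carries the weight $e^{-s}$ and each stay of duration $u$ at $\sigma$ the weight $e^{-u(N+\lambda U(\sigma))}$. This is the Feynman--Kac formula
\[
\langle-|e^{tW_{\lambda,s}}|-\rangle=\mathbf E\Big[\exp\Big(-s\,n_t-\lambda\int_0^tU(X_u)\,du\Big)\Big],
\]
where $X_0$ is uniform and $n_t$ is the number of jumps up to time $t$. Thus $\theta_N$ measures the joint large deviations, at speed $N$, of the activity of the walk and of the energy it collects. The formula guides the intuition below; the proofs do not use it.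

The three parameters enter only through $a=te^{-s}$ and $b=t\lambda$. For $a\ge0$ and $b\in\mathbb R$ put
\begin{equation}\label{eq:GF}
G_N(a,b)=\frac1N\ln\langle-|e^{aT-bU}|-\rangle,\qquad
F_N(b)=\frac1N\ln\frac1{2^N}\sum_{\sigma}e^{-bU(\sigma)} .
\end{equation}
Then
\begin{equation}\label{eq:thetaG}
\theta_N(t,\lambda,s)=t^{-1}G_N(te^{-s},t\lambda)-1 .
\end{equation}
Two cases are immediate. Since $T\mathbf 1=N\mathbf 1$, we have $G_N(a,0)=a$, and by definition $G_N(0,b)=F_N(b)$ is the static pressure. They correspond to two pure strategies for the walk. In the \emph{active} strategy it jumps at the tilted rate, ignores the landscape and collects the average energy, which will be zero; this gives $a$. In the \emph{frozen} strategy it starts at a favorable configuration and never jumps; this gives $F_N(b)$. Both remain available for all $a$ and $b$, so that $G_N(a,b)\ge\max\{a,F_N(b)\}$ (Lemma~\ref{lem:lower}). What has to be understood is whether the walk can do better by moving while it stays at favorable energies.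

\subsection{The REM and the $p$-spin glass}

In the random energy model (REM) the values $U(\sigma)$, $\sigma\in\mathcal Q_N$, are independent centered Gaussians with variance $N$. With $\beta_c=\sqrt{2\ln2}$, its pressure $\lim_NF_N(\beta)$ is
\[
p_{\mathrm{REM}}(\beta)=\begin{cases}\beta^2/2,&|\beta|\le\beta_c,\\[2pt] |\beta|\beta_c-\ln2,&|\beta|>\beta_c.\end{cases}
\]
A walk that leaves a deep site of the REM meets independent new energies, and one expects that no mixture of the two strategies pays. Indeed it is known that for the REM, almost surely, for all $t>0$ and $\lambda,s\in\mathbb R$,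
\begin{equation}\label{eq:REM}
\lim_{N\to\infty}\theta_N(t,\lambda,s)=R(t,\lambda,s):=\max\big\{e^{-s},\,t^{-1}p_{\mathrm{REM}}(t\lambda)\big\}-1 .
\end{equation}
In the variables $a,b$ this says that $G_N(a,b)$ tends to
\begin{equation}\label{eq:m}
m(a,b)=\max\{a,p_{\mathrm{REM}}(b)\},\qquad\text{since}\qquad R(t,\lambda,s)=t^{-1}m(te^{-s},t\lambda)-1 .
\end{equation}

For $1\le p\le N$ the $p$-spin energy is
\[
U_{N,p}(\sigma)=\sqrt{\frac N{\binom Np}}\sum_{|I|=p}g_I\,\sigma_I,\qquad \sigma_I=\prod_{i\in I}\sigma_i ,
\]
where $I$ runs over the $p$-element subsets of $\{1,\dots,N\}$ and the couplings $g_I$ are independent standard Gaussians, so that $\mathbb E\,U_{N,p}(\sigma)^2=N$. The couplings for different $N$ live on one probability space, with an arbitrary joint law. We write $\theta_N^{(p)}$ for the SCGF with $U=U_{N,p}$. The covariance is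
\begin{equation}\label{eq:cov}
\mathbb E\big[U_{N,p}(\sigma)U_{N,p}(\tau)\big]=\frac N{\binom Np}\sum_{|I|=p}\sigma_I\tau_I=N\xi_{N,p}(d(\sigma,\tau)),
\end{equation}
where $\xi_{N,p}(d)$ is the average of $\prod_{i\in I}x_i$ over a uniform $p$-subset $I$, for any sign vector $x$ with exactly $d$ entries equal to $-1$. For fixed $p$ and $d/N\to y$, the $p$ indices are asymptotically independent and $\xi_{N,p}(d)\to(1-2y)^p$, which tends to $0$ as $p\to\infty$ for every $y\in(0,1)$. At extensive distances a $p$-spin glass with large $p$ therefore looks like the REM, and it is natural to expect that $\theta_N^{(p)}$ approaches $R$ when $N\to\infty$ and then $p\to\infty$. This is conjectured by Manai and Warzel \cite{MW}, who state that the lower-bound direction applies.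

Two known facts frame the question. The first is a general lower bound: if $N^{-1}2^{-N}\sum_\sigma U(\sigma)\to0$, then $\liminf_N\theta_N\ge\max\{e^{-s},t^{-1}\liminf_NF_N(t\lambda)\}-1$. The second concerns the trace. For the quantum random energy model (QREM), that is, for $e^{-s}T-\lambda U$ with $U$ the REM energy, one has for $\beta,\lambda\ge0$ and $s\in\mathbb R$
\[
\lim_{N\to\infty}\frac1N\ln\frac1{2^N}\operatorname{Tr}e^{\beta(e^{-s}T-\lambda U)}=\max\{\ln\cosh(\beta e^{-s}),\,p_{\mathrm{REM}}(\beta\lambda)\},
\]
and the analogous free energy of the $p$-spin glass converges to this value as $p\to\infty$ after $N\to\infty$. For $H=aT-bU$ the matrix $e^H$ is positive definite and has nonnegative entries, so $2^{-N}\operatorname{Tr}e^H\le\langle-|e^H|-\rangle\le\operatorname{Tr}e^H$. This comparison locates $G_N$ only within an interval of length $\ln2$, and a direct upper bound is needed. The proofs below are self-contained and use neither these two facts nor \eqref{eq:REM}.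

That large $p$ is essential can be seen in the case $p=1$, which is solvable.

\begin{example}\label{ex:p1}
For $p=1$ we have $U=\sum_ig_i\sigma_i$, and $aT-bU=\sum_i(a\sigma_i^x-bg_i\sigma_i^z)$ is a sum of one-spin terms $M_i$ with $M_i^2=\rho_i^2$, where $\rho_i=(a^2+b^2g_i^2)^{1/2}$. Hence $e^{M_i}=\cosh\rho_i+\rho_i^{-1}\sinh\rho_i\,M_i$. The vector $|-\rangle$ is a product vector in which $\sigma^x_i$ has mean $1$ and $\sigma^z_i$ has mean $0$, so
\[
G_N(a,b)=\frac1N\sum_{i=1}^N\psi(g_i),\qquad \psi(g)=\ln\Big(\cosh\rho+\frac a\rho\sinh\rho\Big),\quad\rho=\sqrt{a^2+b^2g^2},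
\]
while $F_N(b)=\frac1N\sum_i\ln\cosh(bg_i)$. Let $a>0$, $b\ne0$ and $g\neq0$. Then $\psi(g)>a$, because $\cosh\rho$ and $\rho^{-1}\sinh\rho$ increase strictly in $\rho$ and the argument of the logarithm equals $e^a$ at $\rho=a$. Also $\psi(g)>\ln\cosh(bg)$, and $\psi(g)\le\rho\le a+|b||g|$. A fourth-moment bound and the Borel--Cantelli lemma give $G_N\to\mathbb E\psi(g)$ and $F_N\to\mathbb E\ln\cosh(bg)$ almost surely. So the limit of $G_N$ is strictly larger than the value of either pure strategy. It lies above $m(a,b)=a$ when $|b|$ is small, and it lies below $m(a,b)$ when $|b|$ is large, because $\mathbb E\psi(g)\le a+|b|\sqrt{2/\pi}$ and $2/\pi<1<\beta_c^2$.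
\end{example}

The example shows the two effects of correlations that must be controlled: a mixed strategy can gain, and the deepest energies are less deep than in the REM.

\subsection{Results}

The first theorem confirms the conjecture.

\begin{theorem}\label{thm:main}
For all $t>0$, $\lambda,s\in\mathbb R$ and $\varepsilon>0$ there is $p_0$ such that for every $p\ge p_0$, almost surely,
\[
R(t,\lambda,s)-\varepsilon\le\liminf_{N\to\infty}\theta_N^{(p)}(t,\lambda,s)\le\limsup_{N\to\infty}\theta_N^{(p)}(t,\lambda,s)\le R(t,\lambda,s)+\varepsilon .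
\]
\end{theorem}

The proof uses $p$ only through a bound on $\xi_{N,p}$ that holds uniformly as long as $p$ stays away from $0$ and from $N$. This allows $p$ to vary with $N$.

\begin{theorem}\label{thm:uniform}
For every compact $\mathcal K\subset(0,\infty)\times\mathbb R^2$ and every $\varepsilon>0$ there is $p_0$ such that for every sequence $(p_N)$ with $p_0\le p_N\le N-p_0$ for all large $N$, almost surely,
\[
\limsup_{N\to\infty}\ \sup_{(t,\lambda,s)\in\mathcal K}\big|\theta_N^{(p_N)}(t,\lambda,s)-R(t,\lambda,s)\big|\le\varepsilon .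
\]
\end{theorem}

\begin{theorem}\label{thm:class}
Let $1\le p_N\le N$. The following are equivalent:
\begin{enumerate}
\item[(i)] for all $t>0$ and $\lambda,s\in\mathbb R$, $\lim_N\theta_N^{(p_N)}(t,\lambda,s)=R(t,\lambda,s)$ almost surely;
\item[(ii)] $\min(p_N,N-p_N)\to\infty$.
\end{enumerate}
In that case the convergence is almost surely locally uniform on $(0,\infty)\times\mathbb R^2$. In particular, for each fixed $p$, $t$, $s$, almost surely $\limsup_N\theta_N^{(p)}(t,\lambda,s)<R(t,\lambda,s)$ for all sufficiently large $|\lambda|$. So the limit $p\to\infty$ is needed, and $p_0$ in Theorem~\ref{thm:main} cannot be chosen uniformly in $\lambda\in\mathbb R$.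
\end{theorem}

The difficulty lies in the upper bound, and it comes from short distances. A uniform $p$-subset meets a given $d$-set with probability at most $pd/N$, so $\xi_{N,p}(d)\ge1-2pd/N$: for fixed $p$, however large, energies at distance much smaller than $N/p$ are almost perfectly correlated. The favorable configurations are not isolated sites but wells of extensive radius, inside which the walk can move. Section~\ref{sec:det} shows, for a deterministic potential, that this gains little when the wells are small relative to $N$ and do not crowd together. Section~\ref{sec:gauss} verifies this geometric hypothesis for the $p$-spin glass and determines its pressure up to a small error. Section~\ref{sec:proofs} combines the two, and Section~\ref{sec:class} treats the sequences $p_N$ for which the REM limit fails.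

\medskip\noindent\emph{Conventions.} A sequence $(p_N)$ is called \emph{$p_0$-admissible} if $p_0\le p_N\le N-p_0$ for all large $N$. Every almost sure statement below is obtained from the Borel--Cantelli lemma and summable bounds on probabilities of events that involve a single $N$. The joint law of the couplings for different $N$ therefore plays no role, and the statements hold equally along any infinite set of values of $N$. We write $h(y)=-y\ln y-(1-y)\ln(1-y)$ for the binary entropy.

\section{Positivity and the two pure strategies}\label{sec:pos}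

Inequalities between matrices that are called \emph{entrywise} refer to the basis $|\sigma\rangle$; inequalities between functions are pointwise.

\begin{lemma}\label{lem:pos}
Let $M\le M'$ entrywise, where $M$ has nonnegative off-diagonal entries. Then $0\le e^M\le e^{M'}$ entrywise. Consequently, for every $U$, the function $G_N$ is nondecreasing in $a\ge0$,
\begin{equation}\label{eq:lip}
|G_N(a,b)-G_N(a,b')|\le|b-b'|\,\frac{\|U\|_\infty}N,\qquad\text{and}\qquad G_N(a,b)\le a+|b|\,\frac{\|U\|_\infty}N .
\end{equation}
\end{lemma}

\begin{proof}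
Choose $c$ with $M+c\ge0$ entrywise. Then $0\le(M+c)^n\le(M'+c)^n$ for all $n$, and $e^M=e^{-c}\sum_n(M+c)^n/n!$. Since $\langle-|A|-\rangle$ is monotone in the entries of $A$, monotonicity in $a$ follows. The first bound in \eqref{eq:lip} follows from $-bU\le-b'U+|b-b'|\|U\|_\infty$, and the second is the first with $b'=0$.
\end{proof}

For a symmetric matrix $H$ and a unit vector $\psi$, Jensen's inequality for the spectral measure of $H$ in $\psi$ gives $\langle\psi,e^H\psi\rangle\ge e^{\langle\psi,H\psi\rangle}$. Applied to $|-\rangle$ and to the vectors $|\sigma\rangle$, it yields the values of the active and of the frozen strategy.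

\begin{lemma}\label{lem:lower}
If $\sum_\sigma U(\sigma)=0$, then $G_N(a,b)\ge\max\{a,F_N(b)\}$ for all $a\ge0$ and $b\in\mathbb R$. The hypothesis holds for $U=U_{N,p}$, $1\le p\le N$.
\end{lemma}

\begin{proof}
Let $H=aT-bU$. Since $\langle-|H|-\rangle=aN-b2^{-N}\sum_\sigma U(\sigma)=aN$, we have $\langle-|e^H|-\rangle\ge e^{aN}$. By Lemma~\ref{lem:pos} the off-diagonal entries of $e^H$ may be dropped, and $T$ has zero diagonal, so
\[
\langle-|e^H|-\rangle\ge2^{-N}\sum_\sigma\langle\sigma|e^H|\sigma\rangle\ge2^{-N}\sum_\sigma e^{\langle\sigma|H|\sigma\rangle}=2^{-N}\sum_\sigma e^{-bU(\sigma)} .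
\]
Finally $\sum_\sigma\sigma_I=0$ for every nonempty $I$.
\end{proof}

Through \eqref{eq:thetaG} this is the general lower bound quoted in the introduction, in the case that we need. The core of the paper is the following pointwise statement, proved in Section~\ref{sec:proofs}.

\begin{proposition}\label{prop:core}
For all $a\ge0$, $b\in\mathbb R$ and $\varepsilon>0$ there is $p_0$ such that for every $p_0$-admissible sequence $(p_N)$ and $U=U_{N,p_N}$, almost surely,
\[
m(a,b)-\varepsilon\le\liminf_{N\to\infty}G_N(a,b)\le\limsup_{N\to\infty}G_N(a,b)\le m(a,b)+\varepsilon .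
\]
\end{proposition}

\section{A deterministic upper bound}\label{sec:det}

In this section $w:\mathcal Q_N\to\mathbb R$ is an arbitrary function, later $w=-bU$, so that the favorable configurations are the high points of $w$. We look for a bound on $\langle-|e^{aT+w}|-\rangle$ that matches Lemma~\ref{lem:lower}, namely $e^{aN}+2^{-N}\sum_\sigma e^{w(\sigma)}$ up to a factor $e^{\varepsilon N}$. Two tools are used. The first is Duhamel's formula
\begin{equation}\label{eq:duhamel}
e^B-e^A=\int_0^1e^{(1-u)B}(B-A)e^{uA}\,du ,
\end{equation}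
obtained by integrating the derivative of $u\mapsto e^{(1-u)B}e^{uA}$. The second turns a supersolution into a pointwise bound on the semigroup.

\begin{lemma}\label{lem:super}
Let $H$ have nonnegative off-diagonal entries, and let $\varphi\ge\mathbf 1$ and $\kappa\in\mathbb R$ satisfy $H\varphi\le\kappa\varphi$. Then $e^{uH}\mathbf 1\le e^{u\kappa}\varphi$ for all $u\ge0$.
\end{lemma}

\begin{proof}
By Lemma~\ref{lem:pos}, $e^{uH}$ preserves inequalities between functions. Hence $\frac d{du}e^{-u\kappa}e^{uH}\varphi=e^{-u\kappa}e^{uH}(H-\kappa)\varphi\le0$, and $e^{uH}\mathbf 1\le e^{uH}\varphi\le e^{u\kappa}\varphi$.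
\end{proof}

\subsection{One high site}\label{sec:onesite}

Let $c\in\mathcal Q_N$, $N\geq2$, $E\ge a\ge0$ and $H=aT+EN|c\rangle\langle c|$. The two strategies give $\langle-|e^H|-\rangle\ge\max\{e^{aN},2^{-N}e^{EN}\}$, where $2^{-N}$ is the probability of starting at $c$. The largest eigenvalue of $H$ is at least $\langle c|H|c\rangle=EN$, so a bound through the operator norm gives at best $e^{EN}$ and loses this factor. Duhamel's formula keeps it. With $A=aT$, $B=H$ and $e^{uA}\mathbf 1=e^{uaN}\mathbf 1$, formula \eqref{eq:duhamel} reads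
\[
\langle-|e^H|-\rangle=e^{aN}+2^{-N}EN\int_0^1\big(e^{(1-u)H}\mathbf 1\big)(c)\,e^{uaN}\,du .
\]
It remains to bound $e^{uH}\mathbf 1$ at the point $c$ by roughly $e^{uEN}$. The function $\varphi=\mathbf 1$ in Lemma~\ref{lem:super} gives only $\kappa=(a+E)N$, the rate of a walk that would collect the full activity and the full energy at once. Raise $\varphi$ at $c$ instead: for $\vartheta\in(0,1)$ let $\varphi(c)=1/\vartheta$ and $\varphi=1$ elsewhere. Then
\[
(H\varphi)(c)=aN+\frac{EN}\vartheta=N(a\vartheta+E)\,\varphi(c),\qquad
(H\varphi)(\sigma)\le a\Big(N-1+\frac1\vartheta\Big)\le\Big(aN+\frac a\vartheta\Big)\varphi(\sigma)\quad(\sigma\ne c).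
\]
At $c$ all $N$ neighbors are lower by the factor $\vartheta$, which suppresses the kinetic term; away from $c$ at most one neighbor is higher. So $\kappa=EN+a\vartheta N+a/\vartheta$ is allowed, and $\vartheta=N^{-1/2}$ gives
\[
\langle-|e^H|-\rangle\le e^{aN}+EN^{3/2}e^{2a\sqrt N}\,2^{-N}e^{EN},
\]
which agrees with the lower bound up to subexponential factors.

\subsection{Wells, crowding and depths}

Three things change in general.

\emph{The high set has extensive radius.} Suppose that it lies in the ball of radius $rN$ around $c$. The kinetic term must now be suppressed on the whole ball. A point at distance $d$ from $c$ has $d$ neighbors at distance $d-1$ and $N-d$ at distance $d+1$, so the function $\varphi(\sigma)=\vartheta^{d(\sigma,c)}$ satisfies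
\[
\frac{(T\varphi)(\sigma)}{\varphi(\sigma)}=\frac d\vartheta+(N-d)\vartheta\le N\Big(\vartheta+\frac{d}{N\vartheta}\Big).
\]
This is small compared with $N$ when $d/N\ll\vartheta\ll1$: in a ball of small relative radius nearly all edges point outward. To obtain $\varphi\ge1$ we rescale and cut off, $\varphi=\max\{1,\vartheta^{d(\cdot,c)-2rN}\}$. The price is the maximum $\vartheta^{-2rN}$ of $\varphi$, which is $e^{o(1)N}$ if $r\to0$ at fixed $\vartheta$.

\emph{There are many wells.} We cover the high set by balls of radius $rN$ and take the maximum of the corresponding functions. Each center near a point $\sigma$ makes about $2rN$ edges at $\sigma$ lead upward, and if of order $1/r$ centers surround $\sigma$, all edges might do so. We need the number of nearby centers to be bounded by a constant $K$ with $Kr\ll\vartheta$.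

\begin{definition}\label{def:sparse}
Let $r>0$ and $K\in\mathbb N$. A set $L\subset\mathcal Q_N$ is \emph{$(r,K)$-sparse} if it does not contain $K$ distinct points all of whose pairwise distances lie in $[rN,6rN]$.
\end{definition}

Nothing is required below the distance $rN$: the set $L$ may contain whole balls of diameter less than $rN$. Nothing is required above $6rN$ either, so the total number of wells is unrestricted.

\emph{The high points have different heights.} A single Duhamel step from $aT$ to $aT+w$ would bound every term by $e^{\max w}$. To obtain $\sum_\sigma e^{w(\sigma)}$ we switch on the high points one at a time, from the lowest to the highest. When the point $\tau$ is added, it is the highest point present, and the step costs $2^{-N}e^{w(\tau)}$.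

\begin{proposition}\label{prop:det}
Let $a\ge0$, $\delta>0$, $\vartheta\in(0,1)$, $K\in\mathbb N$ and $r>0$ with $rN\ge1$. Let $w:\mathcal Q_N\to\mathbb R$ and suppose that $L=\{w>\delta N\}$ is $(r,K)$-sparse. Then, with $\eta=a\vartheta+3aKr/\vartheta$,
\[
\langle-|e^{aT+w}|-\rangle\le e^{N(\delta+\eta)}\,\vartheta^{-4rN}\Big[e^{aN}+\|w\|_\infty\,2^{-N}\sum_\sigma e^{w(\sigma)}\Big].
\]
\end{proposition}

Some hypothesis on $L$ is necessary: for the constant $w=EN$ with $E>\delta$ the left side is $e^{(a+E)N}$, whereas the bracket is of order $e^{\max\{a,E\}N}$. The threshold $\delta N$ is there because sparsity can only be expected of a large-deviation set; the values of $w$ below it are bounded crudely, at the cost $e^{\delta N}$.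

\subsection{The supersolution}

\begin{lemma}\label{lem:phi}
Let $a,\vartheta,K,r,\eta$ be as in Proposition~\ref{prop:det} and let $L$ be $(r,K)$-sparse. There is a function $\varphi$ with $1\le\varphi\le\vartheta^{-2rN}$ such that for every $E\ge0$ and every function $V$ with $0\le V\le EN\,\mathbf 1_L$,
\begin{equation}\label{eq:semigroup}
e^{u(aT+V)}\mathbf 1\le e^{uN(\max\{a,E\}+\eta)}\varphi,\qquad u\ge0 .
\end{equation}
\end{lemma}

\begin{proof}
Let $C\subset L$ be a maximal subset whose points have pairwise distances at least $rN$. By maximality every $\sigma\in L$ is at distance less than $rN$ from some center $c\in C$. Put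
\[
\varphi(\sigma)=\max\Big\{1,\ \max_{c\in C}\vartheta^{\,d(\sigma,c)-2rN}\Big\},
\]
with $\varphi=\mathbf 1$ if $L$ is empty. Then $1\le\varphi\le\vartheta^{-2rN}$, and $\varphi(\tau)\le\varphi(\sigma)/\vartheta$ for neighbors $\sigma,\tau$, since distances to a center differ by one.

Fix $\sigma$ and let $C_\sigma=\{c\in C:d(\sigma,c)\le2rN+1\}$. Two distinct points of $C_\sigma$ are at distance at least $rN$ and at most $4rN+2\le6rN$, where we use $rN\ge1$. Sparsity gives $|C_\sigma|<K$; this is the only place where it enters.

Call a neighbor $\tau$ of $\sigma$ \emph{bad} if $\varphi(\tau)>\max\{1,\vartheta\varphi(\sigma)\}$. For a bad $\tau$ we have $\varphi(\tau)=\vartheta^{d(\tau,c)-2rN}$ for some $c\in C$. From $\varphi(\tau)>1$ we get $d(\tau,c)<2rN$, so $c\in C_\sigma$. From $\varphi(\tau)>\vartheta\varphi(\sigma)\ge\vartheta^{1+d(\sigma,c)-2rN}$ we get $d(\tau,c)<d(\sigma,c)+1$, so $d(\tau,c)=d(\sigma,c)-1$: the step from $\sigma$ to $\tau$ leads toward $c$. For a given $c\in C_\sigma$ there are exactly $d(\sigma,c)\le2rN+1\le3rN$ such steps. Hence $\sigma$ has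 at most $3KrN$ bad neighbors, each with $\varphi(\tau)\le\varphi(\sigma)/\vartheta$, and
\begin{equation}\label{eq:Tphi}
(T\varphi)(\sigma)\le N\max\{1,\vartheta\varphi(\sigma)\}+\frac{3Kr}\vartheta N\varphi(\sigma).
\end{equation}

If $\sigma\notin L$, then $V(\sigma)=0$ and $\max\{1,\vartheta\varphi(\sigma)\}\le\varphi(\sigma)$, so $((aT+V)\varphi)(\sigma)\le N(a+3aKr/\vartheta)\varphi(\sigma)$. If $\sigma\in L$, a center at distance less than $rN$ gives $\varphi(\sigma)\ge\vartheta^{-rN}\ge\vartheta^{-1}$, so the maximum in \eqref{eq:Tphi} is $\vartheta\varphi(\sigma)$ and $((aT+V)\varphi)(\sigma)\le N(E+a\vartheta+3aKr/\vartheta)\varphi(\sigma)$. In both cases $(aT+V)\varphi\le N(\max\{a,E\}+\eta)\varphi$ at $\sigma$, and Lemma~\ref{lem:super} gives \eqref{eq:semigroup}.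
\end{proof}

The same $\varphi$ serves all potentials supported on $L$, and the rate in \eqref{eq:semigroup} is the maximum of $a$ and $E$ rather than their sum. Both features are used now.

\subsection{Adding the high points in increasing order}

\begin{proof}[Proof of Proposition~\ref{prop:det}]
Let $V=w\mathbf 1_L\ge0$. Since $w\le\delta N+V$, Lemma~\ref{lem:pos} gives $\langle-|e^{aT+w}|-\rangle\le e^{\delta N}\langle-|e^{aT+V}|-\rangle$.

Points with $V\le aN$ do not raise the rate in \eqref{eq:semigroup} and are treated together. Let $\tau_1,\dots,\tau_n$ be the points with $V>aN$, ordered so that $V(\tau_1)\le\dots\le V(\tau_n)$. They lie in $L$, so $V(\tau_k)=w(\tau_k)$. Define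
\[
V_0=V\mathbf 1_{\{V\le aN\}},\qquad V_k=V_{k-1}+V(\tau_k)|\tau_k\rangle\langle\tau_k|,\qquad H_k=aT+V_k ,
\]
so that $H_n=aT+V$. Since $0\le V_0\le aN\mathbf 1_L$, the bound \eqref{eq:semigroup} with $E=a$ and $u=1$ gives
\[
\langle-|e^{H_0}|-\rangle=2^{-N}\sum_\sigma\big(e^{H_0}\mathbf 1\big)(\sigma)\le e^{N(a+\eta)}\vartheta^{-2rN}.
\]
For $1\le k\le n$ the difference $H_k-H_{k-1}$ has rank one, and \eqref{eq:duhamel} together with the symmetry of $H_k$ gives
\[
\langle-|e^{H_k}-e^{H_{k-1}}|-\rangle=2^{-N}V(\tau_k)\int_0^1\big(e^{(1-u)H_k}\mathbf 1\big)(\tau_k)\,\big(e^{uH_{k-1}}\mathbf 1\big)(\tau_k)\,du .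
\]
By the ordering, both $V_k$ and $V_{k-1}$ are bounded by $V(\tau_k)\mathbf 1_L$. We apply \eqref{eq:semigroup} to both factors with $E=V(\tau_k)/N>a$. The exponents $(1-u)$ and $u$ add up to one, so the integrand is at most $e^{V(\tau_k)+\eta N}\varphi(\tau_k)^2$, and
\[
\langle-|e^{H_k}-e^{H_{k-1}}|-\rangle\le2^{-N}\|w\|_\infty\,e^{w(\tau_k)}\,e^{\eta N}\vartheta^{-4rN}.
\]
Summing over $k$, adding the bound for $H_0$ and multiplying by $e^{\delta N}$ proves the proposition.
\end{proof}

\section{The $p$-spin landscape}\label{sec:gauss}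

To apply Proposition~\ref{prop:det} and Lemma~\ref{lem:lower} we need four facts about $U_{N,p}$: a bound on $\|U\|_\infty$, upper and lower bounds on $F_N$, and sparsity of the level sets. We use the following standard tools. If $Z$ is a centered Gaussian of variance at most $v$, and $Z_1$ is a standard Gaussian, then for $z>0$
\begin{equation}\label{eq:tail}
\mathbb P(Z\ge z)\le e^{-z^2/(2v)},\qquad \mathbb P(Z_1\ge z)\ge\frac1{\sqrt{2\pi}}\,\frac z{1+z^2}\,e^{-z^2/2}.
\end{equation}
If $f:\mathbb R^n\to\mathbb R$ is Lipschitz with constant $\ell$ and $g$ is a standard Gaussian vector, then (Gaussian concentration)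
\begin{equation}\label{eq:conc}
\mathbb P\big(|f(g)-\mathbb Ef(g)|\ge u\big)\le2e^{-u^2/(2\ell^2)},\qquad u>0 .
\end{equation}
For $X\ge0$ with $0<\mathbb EX^2<\infty$, the Paley--Zygmund inequality states $\mathbb P(X\ge\frac12\mathbb EX)\ge\frac14(\mathbb EX)^2/\mathbb EX^2$. Finally, the volume of a Hamming ball obeys
\begin{equation}\label{eq:ball}
\sum_{d\le yN}\binom Nd\le e^{Nh(y)},\qquad0\le y\le\tfrac12,
\end{equation}
because $1\ge\sum_{d\le yN}\binom Ndy^d(1-y)^{N-d}$ and $y^d(1-y)^{N-d}\ge e^{-Nh(y)}$ for $d\le yN$.

\subsection{Decay of the covariance}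

The limit $(1-2y)^p$ of $\xi_{N,p}$ is valid for fixed $p$ only. For a bound that is uniform in $p$ we generate the random subset $I$ from pairs of indices: a pair carrying opposite signs makes the conditional average vanish.

\begin{lemma}\label{lem:cov}
Let $r\in(0,\frac12)$ and $k\in\mathbb N$. If $N\ge4k^2$, $k\le p\le N-k$ and $rN\le d\le(1-r)N$, then $|\xi_{N,p}(d)|\le2\big(1-2r(1-r)\big)^k$.
\end{lemma}

\begin{proof}
Let $x\in\{-1,1\}^N$ have $d$ entries $-1$. Since $\prod_{i\notin I}x_i=(-1)^d\prod_{i\in I}x_i$, we have $|\xi_{N,p}(d)|=|\xi_{N,N-p}(d)|$, and we may assume $k\le p\le N/2$. Choose a uniform ordered $2p$-tuple $(i_1,j_1,\dots,i_p,j_p)$ of distinct indices, and select one element of each pair $\{i_l,j_l\}$ by independent fair coins. The resulting $p$-set $I$ has a law that is invariant under permutations of $\{1,\dots,N\}$, so it is uniform. Given the tuple, the conditional mean of $\prod_{i\in I}x_i$ is $\prod_{l=1}^p\frac12(x_{i_l}+x_{j_l})$. Each factor is $0$ or $\pm1$, so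
\[
|\xi_{N,p}(d)|\le\mathbb P\big(x_{i_l}=x_{j_l}\text{ for all }l\le k\big).
\]
The first $2k$ indices have the law of $2k$ independent uniform indices conditioned on being distinct, and the conditioning event has probability at least $1-\binom{2k}2/N\ge1-2k^2/N\ge\frac12$. The probability above is therefore at most twice the corresponding one for independent indices, which is $(y^2+(1-y)^2)^k=(1-2y(1-y))^k$ with $y=d/N$. For $y\in[r,1-r]$ we have $y(1-y)\ge r(1-r)$.
\end{proof}

Given $r\in(0,\frac12)$ and $\gamma>0$, let $p_0(r,\gamma)$ be the least $k$ with $2(1-2r(1-r))^k\le\gamma$. For every $p_0(r,\gamma)$-admissible sequence and all large $N$,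
\begin{equation}\label{eq:xismall}
|\xi_{N,p_N}(d)|\le\gamma\qquad\text{whenever } rN\le d\le(1-r)N .
\end{equation}
This is the only way in which admissibility is used.

\subsection{Bounds from one-point distributions}

\begin{lemma}\label{lem:annealed}
For each $N$ let $U$ be a random function on $\mathcal Q_N$ such that every $U(\sigma)$ is a centered Gaussian of variance $N$. Then $\limsup_N\|U\|_\infty/N\le\beta_c$ almost surely, and for each $b\in\mathbb R$, $\limsup_NF_N(b)\le p_{\mathrm{REM}}(b)$ almost surely.
\end{lemma}

\begin{proof}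
Let $\zeta>0$. By \eqref{eq:tail}, a union bound and $\beta_c^2=2\ln2$,
\[
\mathbb P\big(\|U\|_\infty\ge(\beta_c+\zeta)N\big)\le2\cdot2^Ne^{-(\beta_c+\zeta)^2N/2}\le2e^{-\beta_c\zeta N},
\]
which is summable. Since $\mathbb Ee^{NF_N(b)}=e^{b^2N/2}$, Markov's inequality gives $\mathbb P(F_N(b)\ge b^2/2+\zeta)\le e^{-\zeta N}$, so $\limsup F_N(b)\le b^2/2$. This is the claim for $|b|\le\beta_c$. For $|b|>\beta_c$ put $b_0=\operatorname{sgn}(b)\beta_c$. Then $F_N(b)\le F_N(b_0)+(|b|-\beta_c)\|U\|_\infty/N$, and the upper limit of the right side is at most $\ln2+(|b|-\beta_c)\beta_c=|b|\beta_c-\ln2$.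
\end{proof}

The lemma applies to $U_{N,p_N}$ for every sequence $1\le p_N\le N$.

\subsection{Sparsity of the level sets}

The two ends of the window $[rN,6rN]$ in Definition~\ref{def:sparse} now show their purpose. The lower end makes the $K$ energies nearly uncorrelated, so that having all of them high costs $K$ times a fixed exponential rate. The upper end confines the points to one small ball, so that the entropy $\ln2$ is paid for the first point only.

\begin{lemma}\label{lem:sparse}
Let $\alpha>0$, let $K\ge8(\ln2+1)/\alpha^2$ be an integer, and let $r\in(0,\frac1{12}]$ satisfy $h(6r)\le\alpha^2/8$. Let $(p_N)$ be $p_0(r,1/K)$-admissible and let $\hat U$ be $U_{N,p_N}$ or $-U_{N,p_N}$. Then almost surely $\{\hat U>\alpha N\}$ is $(r,K)$-sparse for all large $N$.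
\end{lemma}

\begin{proof}
Let $\sigma^1,\dots,\sigma^K$ be distinct with pairwise distances in $[rN,6rN]\subset[rN,(1-r)N]$. By \eqref{eq:xismall} with $\gamma=1/K$, for large $N$,
\[
\operatorname{Var}\sum_{i=1}^K\hat U(\sigma^i)\le N\Big(K+K(K-1)\frac1K\Big)\le2KN .
\]
If all $\hat U(\sigma^i)$ exceed $\alpha N$, their sum exceeds $K\alpha N$, which by \eqref{eq:tail} has probability at most $\exp\big(-(K\alpha N)^2/(4KN)\big)=e^{-K\alpha^2N/4}$. There are $2^N$ choices for $\sigma^1$ and, by \eqref{eq:ball} with $y=6r\le\frac12$, at most $e^{Nh(6r)}\le e^{N\alpha^2/8}$ choices for each further point. The probability that sparsity fails is thus at most $\exp\big(N[\ln2+K\alpha^2/8-K\alpha^2/4]\big)\le e^{-N}$.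
\end{proof}

The constant $K$ depends on $\alpha$ alone and not on $r$. This is what allows $Kr/\vartheta$ to be made small in Proposition~\ref{prop:det}.

\subsection{Lower bound on the pressure}

The second moment of the partition function $e^{NF_N(b)}$ contains the diagonal term $2^{-N}e^{2b^2N}$, which exceeds the squared mean $e^{b^2N}$ as soon as $b^2>\ln2$. We therefore count configurations above a level $xN$ instead. The residual correlation $\gamma$ in \eqref{eq:xismall} inflates the second moment of this count by a factor $e^{O(\gamma)N}$, so the second-moment method yields only an event of probability $e^{-O(\gamma)N}$. Gaussian concentration then converts it into an almost sure bound with a loss of order $\sqrt\gamma$.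

\begin{lemma}\label{lem:pressure}
For all $b\in\mathbb R$ and $\varepsilon>0$ there is $p_0$ such that for every $p_0$-admissible sequence and $U=U_{N,p_N}$, almost surely $\liminf_NF_N(b)\ge p_{\mathrm{REM}}(b)-\varepsilon$.
\end{lemma}

\begin{proof}
For $b=0$ both $F_N$ and $p_{\mathrm{REM}}$ vanish. Let $b\ne0$ and $\hat U=-\operatorname{sgn}(b)U$, so that $-bU=|b|\hat U$. The supremum of $|b|x-x^2/2$ over $0<x<\beta_c$ is $p_{\mathrm{REM}}(b)$: it is attained at $x=|b|$ if $|b|<\beta_c$ and approached as $x\uparrow\beta_c$ otherwise. Choose $x\in(0,\beta_c)$ with $|b|x-x^2/2\ge p_{\mathrm{REM}}(b)-\varepsilon/2$, then $\gamma>0$ with $8|b|\sqrt\gamma\le\varepsilon/2$, and $r\in(0,\frac12)$ with $h(r)\le\ln2-x^2/2$, which is possible because $x<\beta_c$. Let $p_0=p_0(r,\gamma)$.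

\emph{Moments.} Let $X$ be the number of $\sigma$ with $\hat U(\sigma)\ge xN$. By \eqref{eq:tail} with $z=x\sqrt N$,
\[
\mathbb EX\ge c_N2^Ne^{-x^2N/2},\qquad c_N=\frac1{\sqrt{2\pi}}\,\frac{x\sqrt N}{1+x^2N},\qquad\frac1N\ln c_N\to0 .
\]
For two configurations with covariance $N\xi$, the sum $\hat U(\sigma)+\hat U(\tau)$ has variance $2N(1+\xi)$. Both values are at least $xN$ only if the sum is at least $2xN$, which has probability at most $e^{-x^2N/(1+\xi)}$ if $\xi>-1$ and probability $0$ if $\xi=-1$. Sorting pairs by their distance and dividing by $(c_N2^Ne^{-x^2N/2})^2$, we obtain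
\[
\frac{\mathbb EX^2}{(\mathbb EX)^2}\le c_N^{-2}\,2^{-N}\sum_{d}\binom Nd\exp\Big(Nx^2\frac{\xi_{N,p_N}(d)}{1+\xi_{N,p_N}(d)}\Big),
\]
where the sum runs over those $d\in\{0,\dots,N\}$ with $\xi_{N,p_N}(d)>-1$. On $(-1,1]$ we have $\xi/(1+\xi)\le\min\{\max(\xi,0),\frac12\}$. For $rN\le d\le(1-r)N$ the exponent is at most $x^2\gamma N\le2\gamma N$ by \eqref{eq:xismall}, and these terms, with the factor $2^{-N}$, contribute at most $e^{2\gamma N}$. For nearby and nearly antipodal pairs, $d<rN$ or $d>(1-r)N$, the correlation is not controlled, but such pairs are few: by \eqref{eq:ball} and the choice of $r$ they contribute at most $2\cdot2^{-N}e^{Nh(r)}e^{Nx^2/2}\le2$. The Paley--Zygmund inequality gives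
\[
\mathbb P\big(X\ge\tfrac12\mathbb EX\big)\ge\frac{c_N^2}{4(e^{2\gamma N}+2)}\ge e^{-3\gamma N}
\]
for large $N$. On this event $e^{NF_N(b)}\ge2^{-N}Xe^{|b|xN}$ yields
\[
F_N(b)\ge A_N:=|b|x-\frac{x^2}2+\frac1N\ln\frac{c_N}2 .
\]

\emph{Concentration.} The derivative of $F_N(b)$ with respect to $g_I$ is $-\frac bN\big(N/\binom N{p_N}\big)^{1/2}$ times the Gibbs average of $\sigma_I$, which has modulus at most $1$. Summing the squares over the $\binom N{p_N}$ couplings gives $\|\nabla F_N\|^2\le b^2/N$. With $u=4|b|\sqrt\gamma$, \eqref{eq:conc} reads $\mathbb P(|F_N-\mathbb EF_N|\ge u)\le2e^{-8\gamma N}$, and this is smaller than $e^{-3\gamma N}$ for large $N$. The events $\{F_N\ge A_N\}$ and $\{F_N<\mathbb EF_N+u\}$ therefore intersect, which gives the deterministic inequality $\mathbb EF_N\ge A_N-u$. By the Borel--Cantelli lemma, almost surely $F_N\ge\mathbb EF_N-u\ge A_N-2u$ for all large $N$. Hence $\liminf F_N(b)\ge|b|x-x^2/2-8|b|\sqrt\gamma\ge p_{\mathrm{REM}}(b)-\varepsilon$.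
\end{proof}

\section{Convergence for large $p$}\label{sec:proofs}

\begin{proof}[Proof of Proposition~\ref{prop:core}]
If $b=0$, then $G_N(a,0)=a=m(a,0)$. Let $b\ne0$.

\emph{Lower bound.} Lemmas~\ref{lem:lower} and~\ref{lem:pressure} give $\liminf G_N(a,b)\ge\max\{a,p_{\mathrm{REM}}(b)-\varepsilon\}\ge m(a,b)-\varepsilon$ when $p_0$ is at least the constant of Lemma~\ref{lem:pressure}.

\emph{Upper bound.} The errors in Proposition~\ref{prop:det} are $\delta$, $a\vartheta$, $3aKr/\vartheta$ and $4r\ln(1/\vartheta)$. The threshold $\delta$ determines $K$, and the radius $r$ must be small relative to both $K$ and $\vartheta$. So we choose, in this order: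
\begin{enumerate}
\item[(1)] $\delta=\varepsilon/4$, $\alpha=\delta/|b|$ and $K=\lceil8(\ln2+1)/\alpha^2\rceil$;
\item[(2)] $\vartheta\in(0,1)$ with $a\vartheta\le\varepsilon/4$;
\item[(3)] $r\in(0,\frac1{12}]$ with $h(6r)\le\alpha^2/8$, $\ 3aKr/\vartheta\le\varepsilon/8$ and $4r\ln(1/\vartheta)\le\varepsilon/8$;
\item[(4)] $p_0\ge p_0(r,1/K)$.
\end{enumerate}
Let $w=-bU$ and $\hat U=-\operatorname{sgn}(b)U$. Then $\{w>\delta N\}=\{\hat U>\alpha N\}$, which by Lemma~\ref{lem:sparse} is almost surely $(r,K)$-sparse for large $N$. Also $rN\ge1$ for large $N$, and $\|U\|_\infty\le2N$ for large $N$ almost surely, by Lemma~\ref{lem:annealed} and $\beta_c<2$. The four errors add up to at most $\frac34\varepsilon$, so Proposition~\ref{prop:det} gives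
\[
G_N(a,b)\le\frac{3\varepsilon}4+\frac1N\ln\big(e^{aN}+2|b|Ne^{NF_N(b)}\big)\le\frac{3\varepsilon}4+\max\{a,F_N(b)\}+\frac{\ln(1+2|b|N)}N .
\]
By Lemma~\ref{lem:annealed}, $\limsup G_N(a,b)\le m(a,b)+\frac34\varepsilon$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
Take $p_0$ from Proposition~\ref{prop:core} for $(a,b)=(te^{-s},t\lambda)$ and the error $t\varepsilon$. For $p\ge p_0$ the constant sequence $p_N=p$ satisfies $p_0\le p_N\le N-p_0$ for $N\ge p+p_0$. Divide by $t$ and use \eqref{eq:thetaG} and \eqref{eq:m}.
\end{proof}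

Uniformity in the parameters follows by interpolation from a finite grid, using monotonicity in $a$ and the Lipschitz bound in $b$ from Lemma~\ref{lem:pos}.

\begin{proof}[Proof of Theorem~\ref{thm:uniform}]
On $\mathcal K$ we have $t\ge t_0>0$, and $(te^{-s},t\lambda)$ ranges in a rectangle $D=[0,A]\times[-B,B]$. By \eqref{eq:thetaG} and \eqref{eq:m}, $\sup_{\mathcal K}|\theta_N-R|\le t_0^{-1}\sup_D|G_N-m|$. It suffices to find, for each $\varepsilon>0$, a $p_0$ such that $\limsup_N\sup_D|G_N-m|\le\varepsilon$ almost surely for $p_0$-admissible sequences, and then to replace $\varepsilon$ by $t_0\varepsilon$.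

Take $0=a_0<a_1<\dots<a_J$ with $a_J\ge A$ and spacing at most $\varepsilon/8$, and finitely many $b_l$ such that every $b\in[-B,B]$ is within $\varepsilon/16$ of one of them. Let $p_0$ be the largest of the constants given by Proposition~\ref{prop:core} for the points $(a_j,b_l)$ and the error $\varepsilon/4$. Almost surely there is a sequence $o_N\to0$ with $|G_N-m|\le\varepsilon/4+o_N$ at all grid points, and $\|U\|_\infty\le2N$ for large $N$, so that $G_N$ is $2$-Lipschitz in $b$ by \eqref{eq:lip}. The function $m$ is $1$-Lipschitz in $a$, and it is $\beta_c$-Lipschitz in $b$ because $|p_{\mathrm{REM}}'|\le\beta_c$. For $a_j\le a\le a_{j+1}$ and $|b-b_l|\le\varepsilon/16$,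
\begin{align*}
G_N(a,b)&\le G_N(a_{j+1},b_l)+\frac\varepsilon8\le m(a_{j+1},b_l)+\frac{3\varepsilon}8+o_N\le m(a,b)+\frac\varepsilon2+\frac{\beta_c\varepsilon}{16}+o_N,\\
G_N(a,b)&\ge G_N(a_{j},b_l)-\frac\varepsilon8\ge m(a_{j},b_l)-\frac{3\varepsilon}8-o_N\ge m(a,b)-\frac\varepsilon2-\frac{\beta_c\varepsilon}{16}-o_N .
\end{align*}
Since $\beta_c<2$, the upper limit of $\sup_D|G_N-m|$ is at most $\frac58\varepsilon$.
\end{proof}

\section{Orders close to $0$ or to $N$}\label{sec:class}

For large $|b|$ the REM value $m(a,b)=|b|\beta_c-\ln2$ reflects extreme energies of size $\beta_cN$. By the second bound in \eqref{eq:lip}, the limit $m$ is out of reach as soon as $\|U\|_\infty/N$ stays below $\beta_c$ by a fixed amount. Example~\ref{ex:p1} showed this for $p=1$, and it holds for every fixed order $k$, for the following reason. In the REM, the first-moment bound $\ln2$ on $F_N(\pm\beta_c)$ leaves no room: a single configuration with energy of size $\beta_cN$ contributes $\beta_c^2-\ln2=\ln2$. For a polynomial of degree $k$, the configurations at distance about $yN$ from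 such a point lose on average only the fraction $O(ky)$ of its energy, while they carry the entropy $h(y)\gg y$. Together they would exceed the first-moment bound.

We use the Gibbs variational inequality: for every function $f$ and every probability measure $\mu$ on $\mathcal Q_N$ with full support and entropy $S(\mu)=-\sum_\sigma\mu(\sigma)\ln\mu(\sigma)$, Jensen's inequality applied to $\sum_\sigma\mu(\sigma)\,e^{f(\sigma)}/\mu(\sigma)$ gives
\begin{equation}\label{eq:gibbs}
\ln\sum_\sigma e^{f(\sigma)}\ge\sum_\sigma\mu(\sigma)f(\sigma)+S(\mu).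
\end{equation}

\begin{lemma}\label{lem:ground}
For fixed $k\ge1$, almost surely
\[
\limsup_{N\to\infty}\frac{\|U_{N,k}\|_\infty}N\le x_k:=\frac1{\beta_c}\inf_{0<y<1/2}\frac{2\ln2-h(y)}{(1-2y)^k},\qquad\text{and}\qquad x_k<\beta_c .
\]
\end{lemma}

\begin{proof}
Let $U=U_{N,k}$, let $\sigma^*$ satisfy $|U(\sigma^*)|=\|U\|_\infty$, and choose $b\in\{\beta_c,-\beta_c\}$ with $-bU(\sigma^*)=\beta_c\|U\|_\infty$. For $y\in(0,\frac12)$ let $\mu$ be the law of the configuration obtained from $\sigma^*$ by flipping each spin independently with probability $y$. Then $S(\mu)=Nh(y)$. The $\mu$-mean of $\sigma_I$ is $(1-2y)^k\sigma^*_I$ for $|I|=k$, so the $\mu$-mean of $U$ is $(1-2y)^kU(\sigma^*)$. By \eqref{eq:gibbs} with $f=-bU$,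
\[
\max\{F_N(\beta_c),F_N(-\beta_c)\}\ge\beta_c(1-2y)^k\frac{\|U\|_\infty}N+h(y)-\ln2 .
\]
By Lemma~\ref{lem:annealed} the upper limit of the left side is at most $\ln2$ on an event of probability one that does not depend on $y$. On this event $\limsup\|U\|_\infty/N\le\beta_c^{-1}(1-2y)^{-k}(2\ln2-h(y))$ for every $y$, which is the first claim. For the second, take $y=16^{-k}$. Then $h(y)>y\ln(1/y)=4ky\ln2$, and Bernoulli's inequality gives $2ky\ge1-(1-2y)^k$. So $h(y)>2\ln2\,\big(1-(1-2y)^k\big)$, that is, $(1-2y)^{-k}(2\ln2-h(y))<2\ln2=\beta_c^2$.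
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:class}]
Assume (ii). Then $(p_N)$ is $p_0$-admissible for every $p_0$. Apply Theorem~\ref{thm:uniform} with $\varepsilon=1/j$ and $\mathcal K_j=[1/j,j]\times[-j,j]^2$, $j\in\mathbb N$, and intersect the countably many events of probability one. This gives almost sure locally uniform convergence to $R$, and in particular (i).

Assume that (ii) fails. Then $\min(p_N,N-p_N)$ is bounded along a subsequence, and along a further subsequence either $p_N=k$ for a fixed $k\ge1$ or $p_N=N-k$ for a fixed $k\ge0$. In all cases, with $x_0=0$ and $U=U_{N,p_N}$,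
\begin{equation}\label{eq:subseq}
\limsup\frac{\|U\|_\infty}N\le x_k<\beta_c\qquad\text{almost surely along the subsequence.}
\end{equation}
For $p_N=k$ this is Lemma~\ref{lem:ground}. For $p_N=N-k$ with $k\ge1$, the identities $\sigma_I=(\prod_{i=1}^N\sigma_i)\,\sigma_{I^c}$ and $\binom N{N-k}=\binom Nk$ show that $U(\sigma)=(\prod_i\sigma_i)\,U'(\sigma)$, where $U'$ is the $k$-spin energy with couplings $g'_J=g_{J^c}$; hence $\|U\|_\infty=\|U'\|_\infty$, and Lemma~\ref{lem:ground} applies to $U'$. For $p_N=N$ there is a single coupling $g$, and $\|U\|_\infty/N=|g|/\sqrt N\to0$ almost surely because $\mathbb P(|g|\ge\zeta\sqrt N)\le2e^{-\zeta^2N/2}$ is summable for every $\zeta>0$.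

On the event in \eqref{eq:subseq}, the bound \eqref{eq:lip} and \eqref{eq:thetaG} give, for all $t,\lambda,s$,
\[
\limsup\theta_N^{(p_N)}(t,\lambda,s)\le e^{-s}+|\lambda|x_k-1
\]
along the subsequence. On the other hand $p_{\mathrm{REM}}(b)\ge|b|\beta_c-\ln2$ for all $b$; for $|b|\le\beta_c$ the difference of the two sides is $\frac12(|b|-\beta_c)^2$. Hence $R(t,\lambda,s)\ge|\lambda|\beta_c-t^{-1}\ln2-1$, and along the subsequence
\begin{equation}\label{eq:gap}
R(t,\lambda,s)-\limsup\theta_N^{(p_N)}(t,\lambda,s)\ge|\lambda|(\beta_c-x_k)-e^{-s}-t^{-1}\ln2 .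
\end{equation}
The right side is positive when $|\lambda|(\beta_c-x_k)>e^{-s}+t^{-1}\ln2$, and for such parameters convergence to $R$ fails almost surely. So (i) fails.

For the constant sequence $p_N=p$, inequality \eqref{eq:gap} holds along the full sequence with $k=p$, which gives $\limsup_N\theta_N^{(p)}<R$ for all sufficiently large $|\lambda|$. Moreover, for fixed $p,t,s$ the right side of \eqref{eq:gap} tends to infinity with $|\lambda|$ and exceeds any given $\varepsilon$. Thus for every $p$ the lower bound in Theorem~\ref{thm:main} is violated for some $\lambda$, and no $p_0$ serves all $\lambda\in\mathbb R$.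
\end{proof}

\begin{thebibliography}{9}
\bibitem{MW} Chokri Manai and Simone Warzel, \emph{Dynamical Phase Diagram of the REM under independent spin-flips}, arXiv:2506.15353 (2025).
\end{thebibliography}
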